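# No-Signaling and Sub-No-Signaling Values of Bipartite Quantum Games

## 1. Classical tables: a deficit that factorizes

A referee draws a pair of questions $(x,y)$ from finite sets with probability $\pi(x,y)$, sends $x$ to Alice and $y$ to Bob, and receives answers $a$ and $b$. He then declares a win with probability $V(a,b,x,y)\in[0,1]$. The behavior of the players is a table $p(a,b|x,y)\ge 0$, and its value is $\sum_{x,y,a,b}\pi(x,y)V(a,b,x,y)\,p(a,b|x,y)$.

The table is no-signaling if there are probability distributions $p_A(\cdot|x)$ and $p_B(\cdot|y)$ with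
$$\sum_b p(a,b|x,y)=p_A(a|x),\qquad \sum_a p(a,b|x,y)=p_B(b|y).$$
So Alice's answer distribution does not reveal Bob's question, and conversely. A table $q\ge0$ is sub-no-signaling if the same holds with "$\le$" in place of "$=$" for some probability distributions $p_A(\cdot|x)$, $p_B(\cdot|y)$. One may think of the missing probability as the players refusing to answer, in a way that may depend on both questions.

Does permission to refuse help the players win? For tables it does not.

**Classical fact.** Every sub-no-signaling table $q$ lies entrywise below a no-signaling table with the same $p_A,p_B$. Hence the best value over both classes is the same.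

**Proof.** For each $(x,y)$ measure what is missing:
$$X_{xy}(a)=p_A(a|x)-\sum_b q(a,b|x,y)\ge0,\qquad Y_{xy}(b)=p_B(b|y)-\sum_a q(a,b|x,y)\ge0 .$$
Both deficits have the same total, $\epsilon_{xy}=1-\sum_{a,b}q(a,b|x,y)$. If $\epsilon_{xy}>0$ put $D_{xy}(a,b)=X_{xy}(a)Y_{xy}(b)/\epsilon_{xy}$, and if $\epsilon_{xy}=0$ put $D_{xy}=0$ (then $X_{xy}=Y_{xy}=0$). Summing over $b$ gives $\sum_bD_{xy}(a,b)=X_{xy}(a)$, and summing over $a$ gives $Y_{xy}(b)$. So $q+D$ has marginals exactly $p_A$ and $p_B$, and $q+D\ge q$. Since $V\ge0$, the value of $q+D$ is at least that of $q$. $\square$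

For example, with binary questions and answers let $q(0,0|0,0)=\frac12$ and let all other entries be $0$. This is sub-no-signaling with $p_A,p_B$ uniform. At $(x,y)=(0,0)$ the deficits are $X(1)=Y(1)=\frac12$ and $\epsilon=\frac12$, so $D_{00}(1,1)=\frac12$, and the completed table is a perfectly correlated coin. At the other question pairs nothing is answered, $\epsilon=1$, and the completion is a pair of independent coins. All marginals are uniform.

The recipe uses that a single question pair $(x,y)$ has a single number $\epsilon_{xy}$, by which we divide. What changes when the questions are quantum systems, possibly entangled with a register that the referee keeps? The number $\epsilon_{xy}$ becomes an operator on the joint question space, shared by two deficits that need not commute. These notes show that the two values then really differ, and they bound by how much.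

## 2. Quantum games and their two classes of strategies

All spaces are finite-dimensional Hilbert spaces, and $S_1(H)$ denotes the (trace class) operators on $H$. A channel is a completely positive trace-preserving (CPTP) map. Since $\operatorname{tr}_{I_B}$ is the partial trace over $I_B$, a map of the form $\Phi_A\circ\operatorname{tr}_{I_B}$ is one that ignores the system $I_B$.

**Definition (quantum game).** A two-player quantum game $\mathcal G$ consists of question spaces $I_A,I_B$, answer spaces $O_A,O_B$, a referee's register $R$, a density operator $\psi$ on $R\otimes I_A\otimes I_B$, and an operator $0\le P\le1$ on $R\otimes O_A\otimes O_B$. If the players' joint action is a completely positive map $\Phi:S_1(I_A\otimes I_B)\to S_1(O_A\otimes O_B)$, the winning probability is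
$$\operatorname{tr}\big(P\,(\mathrm{id}_{S_1(R)}\otimes\Phi)(\psi)\big).$$

A small example: let all four spaces be $\mathbb C^d$, let $R=\mathbb C^d\otimes\mathbb C^d$, let $\psi=|\Omega\rangle\langle\Omega|$ be the maximally entangled state of $R$ with $I_A\otimes I_B$, and let $P=|\Omega\rangle\langle\Omega|$ as well. Returning the questions untouched wins with probability $1$. Discarding them and answering a fixed state $\omega$ produces $d^{-2}1_R\otimes\omega$ and wins with probability $d^{-2}\langle\Omega|1\otimes\omega|\Omega\rangle=d^{-4}$.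

**Definition (no-signaling strategies).** $\mathcal{NOS}(I_{AB},O_{AB})$ is the set of channels $\Phi:S_1(I_A\otimes I_B)\to S_1(O_A\otimes O_B)$ for which there are channels $\Phi_A:S_1(I_A)\to S_1(O_A)$ and $\Phi_B:S_1(I_B)\to S_1(O_B)$ with
$$\operatorname{tr}_{O_B}\circ\Phi=\Phi_A\circ\operatorname{tr}_{I_B},\qquad \operatorname{tr}_{O_A}\circ\Phi=\Phi_B\circ\operatorname{tr}_{I_A}.$$

Product channels $\Phi_A\otimes\Phi_B$ qualify. So does the channel that measures both questions in fixed bases and answers according to a no-signaling table. The swap channel, which hands each player the other's question, does not: $\operatorname{tr}_{O_B}\circ\Phi$ sends $\rho_A\otimes\rho_B$ to $\rho_B$, which depends on Bob's question.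

**Definition (sub-no-signaling strategies).** $\mathcal{SOW}_{A\to B}(I_{AB},O_{AB})$ is the set of completely positive maps $\Phi:S_1(I_A\otimes I_B)\to S_1(O_A\otimes O_B)$ for which there is a channel $\Phi'$ such that $\Phi'-\Phi$ is completely positive and $\operatorname{tr}_{O_B}\circ\Phi'=\Phi'_A\circ\operatorname{tr}_{I_B}$ for some channel $\Phi'_A$ (that is, $\Phi'$ does not signal from Bob to Alice). $\mathcal{SOW}_{B\to A}(I_{AB},O_{AB})$ is defined with Alice and Bob exchanged. Finally $\mathcal{SNOS}=\mathcal{SOW}_{A\to B}\cap\mathcal{SOW}_{B\to A}$.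

The two dominating channels, one for each direction, may be different. If they could always be chosen equal, there would be nothing to study. A concrete element (a multiple of the swap channel) appears in Section 3.

**Definition (values).** $\omega_{NOS}(\mathcal G)$ and $\omega_{SNOS}(\mathcal G)$ are the suprema of the winning probability over $\Phi\in\mathcal{NOS}$ and over $\Phi\in\mathcal{SNOS}$. Put $\kappa^*=\sup_{\mathcal G}\omega_{SNOS}(\mathcal G)/\omega_{NOS}(\mathcal G)$, over games with $\omega_{NOS}(\mathcal G)>0$.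

Taking $\Phi'=\Phi$ in both directions shows $\mathcal{NOS}\subseteq\mathcal{SNOS}$, so $\omega_{NOS}\le\omega_{SNOS}$. The problem comes from Roy Araiza, Marius Junge and Carlos Palazuelos, "No-signaling values of quantum games--an operator algebra perspective", arXiv:2606.21664 (2026). They state that $\omega_{SNOS}(\mathcal G)\le8\,\omega_{NOS}(\mathcal G)$ always, and the question is whether the two values are always equal. The answer is no. Here are the statements to be proved.

**Theorem 1.** For each $d\ge2$ there is a game $\mathcal G_d$ with $I_A=I_B=\mathbb C^d$, $O_A=O_B=\mathrm{Sym}^2(\mathbb C^d)$, a maximally entangled question state and a rank-one projection $P$, such that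
$$\omega_{SNOS}(\mathcal G_d)=\frac{d+1}{2d},\qquad \omega_{NOS}(\mathcal G_d)\le\frac{3d+2}{7d-2}<\frac{d+1}{2d}.$$
For $d=2$ (qubit questions, qutrit answers) this reads $\omega_{SNOS}=\frac34>\frac23\ge\omega_{NOS}$.

**Theorem 2.** $\omega_{SNOS}(\mathcal G)\le2\,\omega_{NOS}(\mathcal G)$ for every game. More precisely, for every $\Phi\in\mathcal{SNOS}$ there is $\Psi\in\mathcal{NOS}$ with $\Psi-\frac1{1+\varepsilon}\Phi$ completely positive, where $\varepsilon=\|1-\Phi^*(1)\|\le1$.

**Theorem 3.** For each $d\ge2$ there is a game that every no-signaling strategy wins with the same probability, while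
$$\frac{\omega_{SNOS}}{\omega_{NOS}}\ge r_d:=\frac{2s-1+\sqrt{8s^2-4s+1}}{4s},\quad s=d(d+1),\qquad r_d\uparrow\frac{1+\sqrt2}2 .$$
Hence $\frac{1+\sqrt2}2\le\kappa^*\le2$.

**Proposition 4.** The two values coincide if both questions are classical (the answers may be quantum), or if one of $I_A,I_B,O_A,O_B$ is one-dimensional.

"Classical questions" means $\psi=\sum_{xy}\psi_{xy}\otimes|x\rangle\langle x|\otimes|y\rangle\langle y|$ with $\psi_{xy}\ge0$ on $R$ and fixed orthonormal bases $|x\rangle$, $|y\rangle$.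

## 3. Choi operators turn both classes into marginal conditions

Write $A,B$ for copies of $I_A,I_B$ and $A'=O_A$, $B'=O_B$. Fix product bases. The Choi operator of a linear map $\Phi$ is
$$J(\Phi)=\sum_{\alpha,\beta}|\alpha\rangle\langle\beta|\otimes\Phi(|\alpha\rangle\langle\beta|)\quad\text{on }ABA'B',$$
with $\alpha,\beta$ running over the product basis of $AB$. The textbook fact we use is that $\Phi\mapsto J(\Phi)$ is a linear bijection and that $\Phi$ is completely positive if and only if $J(\Phi)\ge0$. An operator on some of the factors is tensored with identities on the others when needed, and we use freely that $\operatorname{tr}\big(J\,(M\otimes1_{B'})\big)=\operatorname{tr}\big((\operatorname{tr}_{B'}J)M\big)$.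

Two computations translate the definitions. First, $J(\operatorname{tr}_{B'}\circ\Phi)=\operatorname{tr}_{B'}J(\Phi)$. Second,
$$J(\Phi_A\circ\operatorname{tr}_{I_B})=\sum_{a,a',b,b'}|a\rangle\langle a'|\otimes|b\rangle\langle b'|\otimes\Phi_A(|a\rangle\langle a'|)\,\delta_{bb'}=J(\Phi_A)_{AA'}\otimes1_B .$$
A map is trace preserving if and only if its Choi operator has partial trace $1$ over the output. Call $\sigma$ on $AA'$ and $\tau$ on $BB'$ admissible if $\sigma,\tau\ge0$, $\operatorname{tr}_{A'}\sigma=1_A$ and $\operatorname{tr}_{B'}\tau=1_B$; these are exactly the Choi operators of channels $I_A\to O_A$ and $I_B\to O_B$.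

**Lemma 1.** Let $J=J(\Phi)$.

(i) $\Phi\in\mathcal{NOS}$ if and only if $J\ge0$, $\operatorname{tr}_{B'}J=\sigma\otimes1_B$ and $\operatorname{tr}_{A'}J=\tau\otimes1_A$ for some admissible $\sigma,\tau$. In this case $\operatorname{tr}J=\dim A\dim B$.

(ii) $\Phi\in\mathcal{SNOS}$ if and only if $J\ge0$, $\operatorname{tr}_{B'}J\le\sigma\otimes1_B$ and $\operatorname{tr}_{A'}J\le\tau\otimes1_A$ for some admissible $\sigma,\tau$.

**Proof.** Part (i) is the translation above; trace preservation is automatic because $\operatorname{tr}_{A'B'}J=\operatorname{tr}_{A'}\sigma\otimes1_B=1_{AB}$, and taking the full trace gives $\operatorname{tr}J=\dim A\dim B$. For (ii), if a channel with Choi operator $J'\ge J$ satisfies $\operatorname{tr}_{B'}J'=\sigma\otimes1_B$, then $\operatorname{tr}_{B'}J\le\sigma\otimes1_B$. Conversely, given this inequality, choose any state $\rho_{B'}$ and put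
$$J'=J+(\sigma\otimes1_B-\operatorname{tr}_{B'}J)\otimes\rho_{B'}.$$
Then $J'\ge J$ and $\operatorname{tr}_{B'}J'=\sigma\otimes1_B$, so $J'$ is the Choi operator of a channel that does not signal from Bob to Alice. The other direction is symmetric. $\square$

As an example, the swap channel on $\mathbb C^d\otimes\mathbb C^d$ has Choi operator $|\Omega\rangle\langle\Omega|_{AB'}\otimes|\Omega\rangle\langle\Omega|_{BA'}$, where now $\Omega=\sum_k|kk\rangle$ is unnormalized. Since $\langle\Omega|\Omega\rangle=d$, its $B'$-marginal is $1_A\otimes|\Omega\rangle\langle\Omega|_{BA'}\le d\,1_{ABA'}$. After division by $d^2$ the marginal is at most $\sigma\otimes1_B$ with $\sigma=\frac1d1_{AA'}$, and $\operatorname{tr}_{A'}\sigma=1_A$. The other marginal is treated in the same way. So $d^{-2}$ times the swap channel lies in $\mathcal{SNOS}$.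

All the games built below have $\dim I_A=\dim I_B=d$, $R=AB$, and $\psi$ the maximally entangled state of $R$ with $I_A\otimes I_B$. Then $(\mathrm{id}\otimes\Phi)(\psi)=J(\Phi)/d^2$, and
$$\text{winning probability}=\frac{1}{d^2}\operatorname{tr}(PJ),\qquad 0\le P\le1\text{ on }ABA'B'. \tag{1}$$

## 4. Classical questions and one-dimensional registers

**Proof of Proposition 4, classical questions.** The plan is to run the proof of Section 1 with operators in place of numbers.

Let $\Delta_A,\Delta_B$ be the dephasing channels in the bases $|x\rangle$, $|y\rangle$. Since $\psi$ is unchanged by $\Delta_A\otimes\Delta_B$, the maps $\Phi$ and $\Phi\circ(\Delta_A\otimes\Delta_B)$ have the same value. The second is again in $\mathcal{SNOS}$: if $\Phi'-\Phi$ is completely positive, so is $(\Phi'-\Phi)\circ(\Delta_A\otimes\Delta_B)$, and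
$$\operatorname{tr}_{O_B}\circ\Phi'\circ(\Delta_A\otimes\Delta_B)=\Phi_A'\circ\operatorname{tr}_{I_B}\circ(\Delta_A\otimes\Delta_B)=(\Phi'_A\circ\Delta_A)\circ\operatorname{tr}_{I_B}.$$
The other direction is the same. So we may assume that the Choi operators of $\Phi$ and of the reduced channels are block diagonal:
$$C=\sum_{xy}|xy\rangle\langle xy|\otimes C_{xy},\qquad \sigma=\sum_x|x\rangle\langle x|\otimes\sigma_x,\qquad\tau=\sum_y|y\rangle\langle y|\otimes\tau_y,$$
where $\sigma_x,\tau_y$ are states, $\operatorname{tr}_{B'}C_{xy}\le\sigma_x$ and $\operatorname{tr}_{A'}C_{xy}\le\tau_y$. Define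
$$X_{xy}=\sigma_x-\operatorname{tr}_{B'}C_{xy}\ge0,\qquad Y_{xy}=\tau_y-\operatorname{tr}_{A'}C_{xy}\ge0 .$$
Both have trace $\epsilon_{xy}=1-\operatorname{tr}C_{xy}$. Put $D_{xy}=X_{xy}\otimes Y_{xy}/\epsilon_{xy}$, and $D_{xy}=0$ if $\epsilon_{xy}=0$ (then $X_{xy}=Y_{xy}=0$). Now $\operatorname{tr}_{B'}D_{xy}=X_{xy}$ and $\operatorname{tr}_{A'}D_{xy}=Y_{xy}$. So $J=\sum_{xy}|xy\rangle\langle xy|\otimes(C_{xy}+D_{xy})\ge C$ satisfies $\operatorname{tr}_{B'}J=\sigma\otimes1_B$ and $\operatorname{tr}_{A'}J=\tau\otimes1_A$. By Lemma 1 it belongs to a no-signaling strategy, and since $P\ge0$ its value is at least that of $\Phi$.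

**Proof of Proposition 4, one-dimensional registers.** Here one of the two dominating channels is already no-signaling.

If $\dim I_B=1$, let $\Phi''$ be a channel dominating $\Phi$ as in the definition of $\mathcal{SOW}_{B\to A}$. It satisfies one of the two conditions by definition. The other, $\operatorname{tr}_{O_B}\circ\Phi''=\Phi_A\circ\operatorname{tr}_{I_B}$, holds with $\Phi_A:=\operatorname{tr}_{O_B}\circ\Phi''$, because $I_B=\mathbb C$ and $\operatorname{tr}_{I_B}$ is the identity. So $\Phi''\in\mathcal{NOS}$.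

If $\dim O_B=1$, let $\Phi'$ be a dominating channel from $\mathcal{SOW}_{A\to B}$. Trace preservation says $\operatorname{tr}_{O_A}\circ\Phi'=\operatorname{tr}=\operatorname{tr}_{I_B}\circ\operatorname{tr}_{I_A}$, which is the missing condition with $\Phi_B=\operatorname{tr}_{I_B}$, a channel from $S_1(I_B)$ to $S_1(\mathbb C)$. So $\Phi'\in\mathcal{NOS}$.

In both cases a no-signaling channel dominates $\Phi$, so its value is at least that of $\Phi$. The cases with Alice and Bob exchanged are symmetric. $\square$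

## 5. Coherent questions: two residues that share $AB$

Now drop the assumption on the questions. Let $C$ be the Choi operator of some $\Phi\in\mathcal{SNOS}$, with $\sigma,\tau$ as in Lemma 1(ii), and define
$$X=\sigma\otimes1_B-\operatorname{tr}_{B'}C,\qquad Y=\tau\otimes1_A-\operatorname{tr}_{A'}C,\qquad E=1_{AB}-\operatorname{tr}_{A'B'}C. \tag{2}$$
The residue $X\ge0$ lives on $ABA'$, the residue $Y\ge0$ lives on $ABB'$, and
$$\operatorname{tr}_{A'}X=E=\operatorname{tr}_{B'}Y,\qquad 0\le E\le1_{AB}. \tag{3}$$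
The operator $E$ replaces the numbers $\epsilon_{xy}$.

The natural approach is to look for a no-signaling $J\ge C$ with the same $\sigma,\tau$. Writing $J=C+D$, we need
$$D\ge0,\qquad \operatorname{tr}_{B'}D=X,\qquad\operatorname{tr}_{A'}D=Y. \tag{4}$$
In Section 4 the solution was $X\otimes Y/\epsilon$ in each block. The obvious operator version of this is
$$D=X^{1/2}E^{-1/2}\,Y\,E^{-1/2}X^{1/2},$$
with $E^{-1/2}$ taken to be zero on the kernel of $E$. It is positive. It has the right first marginal: $X^{1/2}E^{-1/2}$ does not touch $B'$, so $\operatorname{tr}_{B'}D=X^{1/2}E^{-1/2}EE^{-1/2}X^{1/2}=X$, since $X\ge0$ and $\operatorname{tr}_{A'}X=E$ force $X$ to be supported on $(\operatorname{supp}E)\otimes A'$. With classical questions it reduces to $X_{xy}\otimes Y_{xy}/\epsilon_{xy}$ in each block. But the second marginal $\operatorname{tr}_{A'}D$ has no reason to be $Y$: the factors $X^{1/2}E^{-1/2}$ act on $AB$, do not commute with $Y$, and do not cancel under $\operatorname{tr}_{A'}$.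

This could be a defect of the formula only. It is not: Section 8 gives a $C$ for which (4) has no solution at all. Before that, we see how much can be saved in general.

## 6. Repairing the two marginals separately: Theorem 2

If one $D$ cannot repair both marginals, one can repair each by itself. Adding $X\otimes\rho_{B'}$ to $C$ makes the $B'$-marginal correct, and adding $Y\otimes\rho_{A'}$ makes the $A'$-marginal correct. Adding both overshoots: the $B'$-marginal of the sum is $\sigma\otimes1_B+E\otimes\rho_{A'}$. The excess $E\otimes\rho_{A'}$ is not of the form (operator on $AA'$)$\,\otimes1_B$, but it becomes so if $E$ is topped up to a multiple of $1_{AB}$. Making room for this costs a scaling factor.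

**Proof of Theorem 2.**

**Step 1. Identify $\varepsilon$.** This step relates $E$ to $\Phi$. We have
$$\operatorname{tr}_{A'B'}C=\sum_{\alpha\beta}|\alpha\rangle\langle\beta|\operatorname{tr}\Phi(|\alpha\rangle\langle\beta|)=\sum_{\alpha\beta}|\alpha\rangle\langle\beta|\,\langle\beta|\Phi^*(1)|\alpha\rangle=\Phi^*(1)^{\mathsf T},$$
so $\|E\|=\|1-\Phi^*(1)\|=\varepsilon$, and $\varepsilon\le1$ by (3). Put $c=\frac1{1+\varepsilon}\ge\frac12$. Then $1-c=c\varepsilon$.

**Step 2. Build $J$.** This step writes down a positive operator above $cC$. Fix states $\rho_{A'},\rho_{B'}$ and let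
$$J=c\,\big(C+X\otimes\rho_{B'}+Y\otimes\rho_{A'}\big)+\big((1-c)1_{AB}-cE\big)\otimes\rho_{A'}\otimes\rho_{B'} .$$
Since $cE\le c\varepsilon1=(1-c)1$, every term is positive. Hence $J\ge cC$.

**Step 3. Check the marginals.** This step shows that $J$ is no-signaling. Using $\operatorname{tr}_{B'}Y=E$ and $\operatorname{tr}_{B'}C+X=\sigma\otimes1_B$,
$$\operatorname{tr}_{B'}J=c\,\sigma\otimes1_B+cE\otimes\rho_{A'}+\big((1-c)1_{AB}-cE\big)\otimes\rho_{A'}=\big[c\,\sigma+(1-c)1_A\otimes\rho_{A'}\big]\otimes1_B .$$
The bracket is positive and has $A$-marginal $c1_A+(1-c)1_A=1_A$. Symmetrically, $\operatorname{tr}_{A'}J=[c\,\tau+(1-c)1_B\otimes\rho_{B'}]\otimes1_A$ with $B$-marginal $1_B$. By Lemma 1, $J=J(\Psi)$ with $\Psi\in\mathcal{NOS}$, and $\Psi-c\Phi$ is completely positive because $J-cC\ge0$.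

**Step 4. Compare values.** This step concludes. Since $P\ge0$, in every game the value of $\Psi$ is at least $c$ times that of $\Phi$. So the value of $\Phi$ is at most $(1+\varepsilon)\,\omega_{NOS}\le2\,\omega_{NOS}$. Take the supremum over $\Phi$. $\blacksquare$

## 7. An isometry into symmetric tensors

To make (4) unsolvable we want residues $X$ and $Y$ whose supports, viewed in $ABA'B'$, do not meet. Residues built from antisymmetric subspaces achieve this, once they are moved into the right spaces by a suitable isometry.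

Fix $d\ge2$, $A=B=\mathbb C^d$, $A'=B'=\mathrm{Sym}^2(\mathbb C^d)$, and let $P_+$ be the projection of $\mathbb C^d\otimes\mathbb C^d$ onto $\mathrm{Sym}^2(\mathbb C^d)$. Define
$$T:\mathbb C^d\to\mathbb C^d\otimes\mathrm{Sym}^2(\mathbb C^d),\qquad Th=\sqrt{\tfrac2{d+1}}\sum_i|i\rangle\otimes P_+(|i\rangle\otimes h).$$
Put $\mathrm{SWAP}=\sum_{ij}|i\rangle\langle j|\otimes|j\rangle\langle i|$ and $N(\rho)=\operatorname{tr}_{\mathrm{Sym}^2}(T\rho T^\dagger)$.

**Lemma 2.** $T$ is an isometry, $N(\rho)=\dfrac{(\operatorname{tr}\rho)1+\rho^{\mathsf T}}{d+1}$, $N(1)=1$, and $T^\dagger(X\otimes1)T=N^\dagger(X)=\dfrac{(\operatorname{tr}X)1+X^{\mathsf T}}{d+1}$.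

**Proof.** Since $P_+=\frac12(1+\mathrm{SWAP})$ and $\operatorname{tr}(\mathrm{SWAP}(M\otimes M'))=\operatorname{tr}(MM')$,
$$\operatorname{tr}\big(P_+(|i\rangle\langle i'|\otimes\rho)\big)=\tfrac12\big(\delta_{ii'}\operatorname{tr}\rho+\langle i'|\rho|i\rangle\big).$$
Hence
$$N(\rho)=\frac2{d+1}\sum_{ii'}|i\rangle\langle i'|\cdot\tfrac12\big(\delta_{ii'}\operatorname{tr}\rho+\langle i'|\rho|i\rangle\big)=\frac{(\operatorname{tr}\rho)1+\rho^{\mathsf T}}{d+1}.$$
Taking traces, $\operatorname{tr}(T\rho T^\dagger)=\frac{d+1}{d+1}\operatorname{tr}\rho=\operatorname{tr}\rho$ for all $\rho$, so $T^\dagger T=1$. Putting $\rho=1$ gives $N(1)=1$. Finally, $\operatorname{tr}(T^\dagger(X\otimes1)T\rho)=\operatorname{tr}(XN(\rho))=\frac{\operatorname{tr}X\operatorname{tr}\rho+\operatorname{tr}(X^{\mathsf T}\rho)}{d+1}$ for all $\rho$. $\square$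

For $d=2$, write $e=(|01\rangle+|10\rangle)/\sqrt2$. Then $P_+|10\rangle=e/\sqrt2$ and
$$T|0\rangle=\sqrt{\tfrac23}\,|0\rangle|00\rangle+\sqrt{\tfrac13}\,|1\rangle\,e,\qquad T|1\rangle=\sqrt{\tfrac23}\,|1\rangle|11\rangle+\sqrt{\tfrac13}\,|0\rangle\,e .$$
One reads off $N(|0\rangle\langle0|)=\frac23|0\rangle\langle0|+\frac13|1\rangle\langle1|$, in agreement with the lemma.

Since $\operatorname{tr}_{A'}(TT^\dagger)=N(1)=1$, the operator $TT^\dagger$ on $AA'$ is admissible.

Now set up both sides. Let $H_A,H_B$ be copies of $\mathbb C^d$, let $T_A:H_A\to AA'$ and $T_B:H_B\to BB'$ be copies of $T$, and let $\Theta=T_A\otimes T_B:H_A\otimes H_B\to AA'BB'$, an isometry. Let $\Pi_\pm=\frac12(1\pm\mathrm{SWAP})$ on $H_A\otimes B$, and also on $A\otimes H_B$. Put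
$$\varphi=d^{-1/2}\sum_k|kk\rangle\in H_A\otimes H_B,\qquad v=\Theta\varphi ,$$
a unit vector in $AA'BB'$, and define projections on $AA'BB'$ by
$$F_A=T_AT_A^\dagger\otimes1_{BB'},\quad S_A=T_A\Pi_+T_A^\dagger\otimes1_{B'},\quad Q_A=T_A\Pi_-T_A^\dagger\otimes1_{B'},\qquad F_A=S_A+Q_A,$$
where in $S_A$ and $Q_A$ the map $T_A$ means $T_A\otimes1_B$. Define $F_B=S_B+Q_B$ symmetrically. Since $F_A$ acts on $AA'$ and $F_B$ on $BB'$, they commute, and $F_AF_B=\Theta\Theta^\dagger$. But $Q_A$ acts on $AA'B$ and $Q_B$ on $ABB'$, and these overlap.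

**Lemma 3.** $\operatorname{tr}_{B'}|v\rangle\langle v|=\dfrac2{d(d+1)}\,T_A\Pi_+T_A^\dagger$. Consequently $Q_Av=0$ and $S_Av=F_Av=v$. The same holds with $A$ and $B$ exchanged.

**Proof.** The partial transpose of $|\varphi\rangle\langle\varphi|=\frac1d\sum_{kl}|k\rangle\langle l|\otimes|k\rangle\langle l|$ on the second factor is $\frac1d\sum_{kl}|k\rangle\langle l|\otimes|l\rangle\langle k|=\mathrm{SWAP}/d$, and its first marginal is $1/d$. By Lemma 2,
$$\operatorname{tr}_{B'}|v\rangle\langle v|=T_A\,(\mathrm{id}\otimes N)(|\varphi\rangle\langle\varphi|)\,T_A^\dagger=T_A\,\frac{1+\mathrm{SWAP}}{d(d+1)}\,T_A^\dagger=\frac{2}{d(d+1)}T_A\Pi_+T_A^\dagger .$$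
Hence $\langle v|Q_A|v\rangle=\frac2{d(d+1)}\operatorname{tr}(T_A\Pi_-T_A^\dagger T_A\Pi_+T_A^\dagger)=0$, so $Q_Av=0$. Since $F_A\Theta=\Theta$, we have $F_Av=v$, and therefore $S_Av=F_Av-Q_Av=v$. $\square$

**Lemma 4.** With $o:=\dfrac d{2(d+1)}<\dfrac12$,
$$\Theta^\dagger Q_A\Theta=\Theta^\dagger Q_B\Theta=o\,(1-|\varphi\rangle\langle\varphi|),\qquad \|Q_A\Theta\|=\|Q_B\Theta\|=\sqrt o,\qquad \|Q_AQ_B\|\le o .$$

**Proof.** Since $T_A^\dagger T_A=1$, conjugating by $T_A$ leaves $\Pi_-$ on $H_A\otimes B$, and conjugating by $T_B$ applies $N^\dagger$ to the $B$ factor: $\Theta^\dagger Q_A\Theta=(\mathrm{id}\otimes N^\dagger)(\Pi_-)$. Now $N^\dagger(1)=1$ and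
$$(\mathrm{id}\otimes N^\dagger)(\mathrm{SWAP})=\sum_{ij}|i\rangle\langle j|\otimes\frac{\delta_{ij}1+|i\rangle\langle j|}{d+1}=\frac{1+d\,|\varphi\rangle\langle\varphi|}{d+1}.$$
So $(\mathrm{id}\otimes N^\dagger)(\Pi_-)=\frac12\big(1-\frac{1+d|\varphi\rangle\langle\varphi|}{d+1}\big)=\frac{d}{2(d+1)}(1-|\varphi\rangle\langle\varphi|)$. The computation for $B$ is the same with the factors exchanged, and $\varphi$ is invariant under the exchange. Taking square roots of the norms gives $\|Q_A\Theta\|=\|Q_B\Theta\|=\sqrt o$. Finally $Q_A=Q_AF_A$ and $Q_B=F_BQ_B$, so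
$$Q_AQ_B=Q_AF_AF_BQ_B=(Q_A\Theta)(Q_B\Theta)^\dagger ,$$
and the norm is at most $\sqrt o\cdot\sqrt o$. $\square$

**Lemma 5.** Let $J$ be no-signaling with $\sigma,\tau$ as in Lemma 1(i), and put $b_A=\operatorname{tr}(\sigma TT^\dagger)$, $b_B=\operatorname{tr}(\tau TT^\dagger)$. Then for $Z=A,B$
$$\operatorname{tr}(JF_Z)=d\,b_Z,\qquad\operatorname{tr}(JS_Z)=\tfrac{d+1}2\,b_Z,\qquad\operatorname{tr}(JQ_Z)=\tfrac{d-1}2\,b_Z .$$
For $J$ sub-no-signaling, with $\sigma,\tau$ as in Lemma 1(ii), the same holds with "$\le$" in place of "$=$". In all cases $b_Z\le d$.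

**Proof.** Since $\operatorname{tr}_B\mathrm{SWAP}=1$, we have $\operatorname{tr}_B\Pi_\pm=\frac{d\pm1}21$. In the no-signaling case
$$\operatorname{tr}(JS_A)=\operatorname{tr}\big((\sigma\otimes1_B)\,T_A\Pi_+T_A^\dagger\big)=\operatorname{tr}\big(\sigma\,T(\operatorname{tr}_B\Pi_+)T^\dagger\big)=\tfrac{d+1}2b_A ,$$
and likewise with $\Pi_-$, or with $1$ in place of $\Pi_+$. In the sub-no-signaling case $\operatorname{tr}_{B'}J\le\sigma\otimes1_B$ is tested against a positive operator, so the first equality becomes "$\le$". Finally $b_A\le\operatorname{tr}\sigma=\operatorname{tr}1_A=d$, as $TT^\dagger$ is a projection. The case $Z=B$ is symmetric. $\square$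

The no-signaling equalities tie the weights together: for no-signaling $J$, weight on $S_A$ forces weight on $Q_A$ in the fixed ratio $\frac{d-1}{d+1}$. For sub-no-signaling $J$ there is no such link, and the next strategy uses this fully.

**Lemma 6.** $C=\frac{d(d+1)}2|v\rangle\langle v|$ is the Choi operator of an element of $\mathcal{SNOS}$.

**Proof.** By Lemma 3, $\operatorname{tr}_{B'}C=T_A\Pi_+T_A^\dagger\le TT^\dagger\otimes1_B$, and symmetrically $\operatorname{tr}_{A'}C\le(TT^\dagger)_{BB'}\otimes1_A$. The operator $TT^\dagger$ is admissible, so Lemma 1(ii) applies. $\square$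

## 8. A sub-no-signaling strategy that no no-signaling strategy dominates

Here is the promised failure of (4), for the $C$ of Lemma 6.

**Lemma 7.** No no-signaling $J$ satisfies $J\ge C$.

**Proof.**

**Step 1. The marginals are forced.** This step shows that we cannot escape by another choice of $\sigma,\tau$. Suppose $J\ge C$ is no-signaling with marginals $\sigma,\tau$. Then $T_A\Pi_+T_A^\dagger=\operatorname{tr}_{B'}C\le\sigma\otimes1_B$, and conjugating with $T_A$ gives $\Pi_+\le T^\dagger\sigma T\otimes1_B$. For a unit vector $h$, the vector $h\otimes h$ is symmetric, so $1\le\langle h|T^\dagger\sigma T|h\rangle$. Thus $T^\dagger\sigma T\ge1$. But $\operatorname{tr}(T^\dagger\sigma T)=\operatorname{tr}(\sigma TT^\dagger)\le\operatorname{tr}\sigma=d$. Hence $T^\dagger\sigma T=1$, and $\operatorname{tr}(\sigma(1-TT^\dagger))=0$ shows that $\sigma$ is supported on the range of $T$. So $\sigma=T(T^\dagger\sigma T)T^\dagger=TT^\dagger$, and likewise $\tau=TT^\dagger$.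

**Step 2. The residues cannot be joined.** This step shows that $D=J-C$ would have to vanish. Now $\operatorname{tr}_{B'}D=X=TT^\dagger\otimes1_B-T_A\Pi_+T_A^\dagger=T_A\Pi_-T_A^\dagger$. Hence $\operatorname{tr}(DQ_A)=\operatorname{tr}(XT_A\Pi_-T_A^\dagger)=\operatorname{tr}X=\operatorname{tr}D$, and since $D\ge0$ this means $D=DQ_A$. In the same way $D=DQ_B$. So $D=DQ_BQ_A$ and $\|D\|\le\|D\|\,\|Q_BQ_A\|\le o\,\|D\|$ with $o<\frac12$, which forces $D=0$. But $\operatorname{tr}D=\operatorname{tr}X=\operatorname{tr}\Pi_-=\frac{d(d-1)}2>0$, a contradiction. $\square$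

This shows that domination, our only tool so far for comparing values without loss, is not always available. It does not yet give a game with a gap: in a given game some no-signaling $J$ that does not dominate $C$ might still score as well. We have to bound all no-signaling strategies at once, and for this the fact "$Q_A$ and $Q_B$ have no common vector" must be used quantitatively.

## 9. Packing two exclusive weights next to $v$: Theorem 1

Let $\mathcal G_d$ be the game with maximally entangled $\psi$ and $P=|v\rangle\langle v|$, so the value of $J$ is $x/d^2$ with $x=\langle v|J|v\rangle$.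

Consider a no-signaling $J$. Weight $x$ on $v$ means weight at least $x$ on $S_A$, since $S_Av=v$. By Lemma 5 this forces weight at least $\frac{d-1}{d+1}x$ on $Q_A$, and likewise on $Q_B$. Both of these projections are orthogonal to $v$, where the available weight is only $\operatorname{tr}J-x=d^2-x$. If $Q_A$ and $Q_B$ could share this weight fully, the constraint would be $\frac{d-1}{d+1}x\le d^2-x$, that is $x/d^2\le\frac{d+1}{2d}$, which is exactly the sub-no-signaling value computed in Step 1 below. So any limit on sharing produces a gap, and Lemma 4 is such a limit.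

**Proof of Theorem 1.**

**Step 1. The sub-no-signaling value.** This step shows $\omega_{SNOS}(\mathcal G_d)=\frac{d+1}{2d}$. The strategy of Lemma 6 has value $d^{-2}\langle v|C|v\rangle=\frac{d(d+1)}{2d^2}=\frac{d+1}{2d}$. Conversely, $S_A$ is a projection fixing $v$, so $|v\rangle\langle v|\le S_A$, and for every sub-no-signaling $J$ Lemma 5 gives
$$\langle v|J|v\rangle\le\operatorname{tr}(JS_A)\le\tfrac{d+1}2b_A\le\tfrac{d(d+1)}2 .$$
Dividing by $d^2$ gives the upper bound.

**Step 2. Weight on $v$ bounds $b_A,b_B$ from below.** From now on $J$ is no-signaling. The same chain, on both sides, reads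
$$x\le\tfrac{d+1}2\,b_A,\qquad x\le\tfrac{d+1}2\,b_B. \tag{5}$$

**Step 3. $Q_A$ and $Q_B$ cannot fully share weight.** This step bounds $Q_A+Q_B$ from above. Let $K=(Q_A,Q_B)$ be the row operator, so that
$$KK^\dagger=Q_A+Q_B,\qquad K^\dagger K=\begin{pmatrix}Q_A&Q_AQ_B\\Q_BQ_A&Q_B\end{pmatrix}.$$
The diagonal part of $K^\dagger K$ has norm at most $1$, and the off-diagonal part has norm $\|Q_AQ_B\|$. Since $\|KK^\dagger\|=\|K^\dagger K\|$, Lemma 4 gives
$$\|Q_A+Q_B\|\le1+\|Q_AQ_B\|\le\mu:=1+o=\frac{3d+2}{2(d+1)}<2 .$$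
By Lemma 3 the vector $v$ is in the kernel of $Q_A+Q_B$, so
$$Q_A+Q_B\le\mu\,(1-|v\rangle\langle v|). \tag{6}$$

**Step 4. Compare.** This step puts (5) and (6) together. Taking the trace of (6) against $J$, with $\operatorname{tr}J=d^2$, and using (5) and Lemma 5,
$$\frac{2(d-1)}{d+1}\,x\;\le\;\frac{d-1}2(b_A+b_B)=\operatorname{tr}\big(J(Q_A+Q_B)\big)\;\le\;\mu\,(d^2-x).$$
Solving for $x$ and multiplying numerator and denominator by $2(d+1)$,
$$\frac x{d^2}\le\frac{\mu}{\mu+\frac{2(d-1)}{d+1}}=\frac{3d+2}{(3d+2)+4(d-1)}=\frac{3d+2}{7d-2}.$$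

**Step 5. Strictness.** This step checks that the bound lies below $\frac{d+1}{2d}$. Indeed
$$(d+1)(7d-2)-2d(3d+2)=d^2+d-2=(d-1)(d+2)>0. \qquad\blacksquare$$

For $d=2$ the numbers are $o=\frac13$, $\mu=\frac43$, and the bound is $\frac{4/3}{4/3+2/3}=\frac23$, against $\omega_{SNOS}=\frac34$.

**Remark.** Theorem 2 gives a lower bound on $\omega_{NOS}(\mathcal G_d)$. For the strategy $C$, equation (3) says $E=\operatorname{tr}_{A'}X=\operatorname{tr}_{A'}(T_A\Pi_-T_A^\dagger)=(N\otimes\mathrm{id})(\Pi_-)$. Since $N(|i\rangle\langle j|)=\frac{\delta_{ij}1+|j\rangle\langle i|}{d+1}$, the computation of Lemma 4 gives $E=o(1-|\varphi\rangle\langle\varphi|)$, with $\varphi=d^{-1/2}\sum_k|kk\rangle$ now in $A\otimes B$, and so $\varepsilon=o$. Hence $\omega_{NOS}(\mathcal G_d)\ge\frac1{1+o}\cdot\frac{d+1}{2d}=\frac{(d+1)^2}{d(3d+2)}$. For $d=2$ this leaves $\frac9{16}\le\omega_{NOS}\le\frac23$.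

## 10. A payoff that is constant on no-signaling strategies: Theorem 3

In Theorem 1 the payoff was $|v\rangle\langle v|$, and the constraints entered only in the analysis. To enlarge the ratio we design the payoff from the constraints. By Lemma 5, a no-signaling $J$ sees each of $S_Z,Q_Z,1-F_Z$ only through the single number $b_Z$. So a combination
$$W=\sum_{Z=A,B}\big(S_Z-\eta\,Q_Z+y\,(1-F_Z)\big)$$
is constant on all no-signaling $J$ as soon as one linear relation between $\eta$ and $y$ holds. On the other hand $\langle v|W|v\rangle=2$ by Lemma 3, whatever $\eta$ and $y$ are. The no-signaling value will be proportional to $y$, so we want $y$ small. The relation then makes $\eta$ large, and what limits $\eta$ is that the payoff must be positive. A common vector of $Q_A$ and $Q_B$ would give $W$ the negative expectation $-2\eta$; it is again Lemma 4 that helps.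

**Proof of Theorem 3.**

**Step 1. Choose the parameters.** This step fixes $y\in(0,1)$ and $\eta$. For $y\in(0,1)$ put
$$\eta=\frac{y(1-o)}{1+oy}=\frac{(d+2)y}{2(d+1)+dy},\qquad\text{so that}\qquad 1+\eta=\frac{1+y}{1+oy}. \tag{7}$$
(This is the value that Step 3 will need.) We require the relation
$$2dy=(d+1)-(d-1)\eta . \tag{8}$$
Multiplying by $2(d+1)+dy$, the left side is $4d(d+1)y+2d^2y^2$, and the right side is
$$2(d+1)^2+\big[d(d+1)-(d-1)(d+2)\big]y=2(d+1)^2+2y .$$
So, with $s=d(d+1)$, (8) is equivalent to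
$$d^2y^2+(2s-1)y-(d+1)^2=0. \tag{9}$$
The quadratic equals $-(d+1)^2<0$ at $y=0$ and $d^2+2d^2+2d-1-(d+1)^2=2d^2-2>0$ at $y=1$. So it has a root $y\in(0,1)$, which we fix.

**Step 2. $W$ is constant on no-signaling strategies.** This step computes $\operatorname{tr}(JW)$. By Lemma 5, $\operatorname{tr}J=d^2$ and (8), for no-signaling $J$
$$\operatorname{tr}\big(J(S_Z-\eta Q_Z+y(1-F_Z))\big)=b_Z\Big(\frac{d+1}2-\eta\,\frac{d-1}2-yd\Big)+yd^2=yd^2 .$$
Summing over $Z=A,B$,
$$\operatorname{tr}(JW)=2yd^2\quad\text{for every no-signaling }J. \tag{10}$$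

**Step 3. Reduce $W\ge0$ to a norm bound.** This step isolates the non-commuting part. Since $S_Z=F_Z-Q_Z$,
$$W=G-(1+\eta)(Q_A+Q_B),\qquad G=F_A+F_B+y(2-F_A-F_B).$$
The projections $F_A,F_B$ commute. So $G$ commutes with them and equals $2$ on the range of $F_AF_B$, $1+y$ on the ranges of $F_A(1-F_B)$ and $(1-F_A)F_B$, and $2y$ on the range of $(1-F_A)(1-F_B)$. In particular $G>0$. Put $K=G^{-1/2}(Q_A,Q_B)$, a row operator with $KK^\dagger=G^{-1/2}(Q_A+Q_B)G^{-1/2}$. Then
$$W\ge0\iff\|K^\dagger K\|=\|KK^\dagger\|\le\frac1{1+\eta}. \tag{11}$$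
The block entries of $K^\dagger K$ are $Q_ZG^{-1}Q_{Z'}$, and we compute them next.

**Step 4. The blocks of $K^\dagger K$.** This step expresses the blocks through $M_A=Q_A\Theta$ and $M_B=Q_B\Theta$. By Lemma 4, $M_A^\dagger M_A$ is $o$ times a projection, so $M_A/\sqrt o$ is a partial isometry. Hence
$$M_AM_A^\dagger=o\,\Pi_A',\qquad\Pi_A'M_A=M_A,$$
for a projection $\Pi_A'$. Also $M_AM_A^\dagger=Q_AF_AF_BQ_A=Q_AF_BQ_A$. The same holds for $B$. Let $\delta=\frac1{1+y}-\frac12$, which is positive as $y<1$.

On the range of $F_A$ we have $G^{-1}F_A=\frac12F_AF_B+\frac1{1+y}(F_A-F_AF_B)=\frac1{1+y}F_A-\delta F_AF_B$. Since $Q_A=F_AQ_A$,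
$$Q_AG^{-1}Q_A=\frac1{1+y}\,Q_A-\delta\,Q_AF_BQ_A=\frac1{1+y}\,Q_A-\delta o\,\Pi_A',$$
and the same with $B$. For the off-diagonal block, $F_AG^{-1}F_B=\frac12F_AF_B$, so
$$Q_AG^{-1}Q_B=\tfrac12Q_AF_AF_BQ_B=\tfrac12M_AM_B^\dagger=\tfrac12\,\Pi_A'\,M_AM_B^\dagger\,\Pi_B',\qquad\|M_AM_B^\dagger\|\le o .$$

**Step 5. Bound $K^\dagger K$.** This step proves the norm bound in (11). For $\xi=(\xi_A,\xi_B)$, the two off-diagonal blocks together contribute at most $2\cdot\frac12\cdot o\,\|\Pi_A'\xi_A\|\|\Pi_B'\xi_B\|$, so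
$$\langle\xi,K^\dagger K\xi\rangle\le\sum_{Z}\Big(\frac{\|\xi_Z\|^2}{1+y}-\delta o\,\|\Pi_Z'\xi_Z\|^2\Big)+o\,\|\Pi_A'\xi_A\|\,\|\Pi_B'\xi_B\| .$$
By $ab\le\frac12(a^2+b^2)$ the last term is at most $\frac o2\sum_Z\|\Pi'_Z\xi_Z\|^2$. Since $\frac12-\delta=1-\frac1{1+y}=\frac y{1+y}\ge0$,
$$\langle\xi,K^\dagger K\xi\rangle\le\sum_Z\Big(\frac{\|\xi_Z\|^2}{1+y}+\frac{oy}{1+y}\|\Pi_Z'\xi_Z\|^2\Big)\le\frac{1+oy}{1+y}\,\|\xi\|^2=\frac1{1+\eta}\|\xi\|^2,$$
where the last equality is (7). By (11), $W\ge0$.

**Step 6. The game and its ratio.** This step converts $W$ into a game. Take the maximally entangled $\psi$ and $P=W/\|W\|$, so $0\le P\le1$. By (1) and (10), every no-signaling strategy wins with probability exactly $2y/\|W\|>0$. By Lemma 3, $S_Zv=F_Zv=v$ and $Q_Zv=0$, so $\langle v|W|v\rangle=2$. The strategy $C=\frac{d(d+1)}2|v\rangle\langle v|$ of Lemma 6 therefore wins with probability $\frac{d(d+1)}{d^2\|W\|}=\frac{d+1}{d\,\|W\|}$. Hence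
$$\frac{\omega_{SNOS}}{\omega_{NOS}}\ge\frac{d+1}{2dy}.$$

**Step 7. Evaluate and let $d$ grow.** This step puts the bound in closed form. From (9), using $d^2(d+1)^2=s^2$ and $(2s-1)^2+4s^2=8s^2-4s+1$,
$$y=\frac{\sqrt{8s^2-4s+1}-(2s-1)}{2d^2}.$$
Therefore
$$\frac{d+1}{2dy}=\frac{s}{\sqrt{8s^2-4s+1}-(2s-1)}=\frac{s\big(\sqrt{8s^2-4s+1}+2s-1\big)}{4s^2}=\frac{2s-1+\sqrt{8s^2-4s+1}}{4s}=r_d .$$
With $u=1/s$,
$$r_d=\frac12-\frac u4+\frac14\sqrt{8-4u+u^2},$$
whose $u$-derivative $-\frac14+\frac{u-2}{4\sqrt{8-4u+u^2}}$ is negative for $0<u<2$. As $d$ grows, $u$ decreases to $0$, so $r_d$ increases to $\frac12+\frac{\sqrt8}4=\frac{1+\sqrt2}2$. So $\kappa^*\ge\frac{1+\sqrt2}2$, and Theorem 2 gives $\kappa^*\le2$. $\blacksquare$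

For $d=2$, equation (9) is $4y^2+11y-9=0$, so $y=\frac{\sqrt{265}-11}8\approx0.660$ and $r_2=\frac{11+\sqrt{265}}{24}\approx1.137$. Theorem 1 gives the ratio at least $\frac98=1.125$ for $d=2$. The exact value of $\kappa^*$ in $\big[\frac{1+\sqrt2}2,2\big]$ is not determined by these arguments.
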